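\title{Local perturbations perturb locally, uniformly in temperature, in weakly interacting quantum lattice systems}

\begin{abstract}
We consider quantum spin systems on finite subsets of $\mathbb{Z}^D$ whose Hamiltonian is a sum of gapped on-site terms with nondegenerate ground state and an interaction of range $R$ that is relatively $a$-bounded. For $a$ below an explicit threshold $a_0$ we prove that a self-adjoint perturbation $W$ supported in a set $X$ changes the Gibbs expectation of an observable $B$ supported in a set $Y$ by at most $2\|B\|e^{C|Y|}(a/a_0)^{\operatorname{dist}(X,Y)/(2R)}$, at every inverse temperature and with no dependence on $W$ or on $|X|$. This proves, in a precise reading stated below, a conjecture of Adhikari, Henheik, Lemm and Wessel. The proof works in a doubled system, extracts from the Dyson series only the space-time cluster of excitations attached to the observable, cancels the clusters that do not reach $X$, and compares everything else with the full partition function by H\"older's inequality. We also show that the decay length $2R/\ln(a_0/a)$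 is asymptotically optimal as $a\to0$, and that the uniform bound fails for $a\ge(R+1)^{-D}$.
\end{abstract}

\section{The problem and the results}\label{sec:intro}

\subsection{Weakly interacting Hamiltonians}

Fix integers $D\ge1$, $R\ge1$, $q\ge2$ and a number $C_{\mathrm{int}}\ge1$. We equip $\mathbb{Z}^D$ with the metric $d(x,y)=\max_{1\le i\le D}|x_i-y_i|$ and put $\operatorname{dist}(X,Y)=\min_{x\in X,\,y\in Y}d(x,y)$ for nonempty sets $X,Y$. A set $S\subset\mathbb{Z}^D$ is \emph{$R$-connected} if any two of its points are joined by a chain of points of $S$ in which consecutive points are at distance at most $R$.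

Let $\Lambda\subset\mathbb{Z}^D$ be finite. The Hilbert space is $\bigotimes_{x\in\Lambda}\mathbb{C}^q$, and for $Z\subset\Lambda$ we write $\mathcal{A}_Z$ for the algebra of operators that act nontrivially only on the sites of $Z$. Let $b_x=\{y\in\Lambda:d(x,y)\le R\}$ and
\[
\kappa=(2R+1)^D .
\]
Then $|b_x|\le\kappa$, each $b_x$ has diameter at most $2R$, and each site lies in at most $\kappa$ of the balls $b_z$.

For $a\in(0,1)$, the \emph{class with parameter $a$} consists of the Hamiltonians
\[
H_\Lambda=H^0_\Lambda+V_\Lambda,\qquad H^0_\Lambda=\sum_{x\in\Lambda}h_x,\qquad V_\Lambda=\sum_{x\in\Lambda}v_x,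
\]
with the following properties.
\begin{itemize}
\item[(H1)] Each $h_x\in\mathcal{A}_{\{x\}}$ is self-adjoint and nonnegative, has a simple eigenvalue $0$ with eigenprojection $P_x$, and satisfies $h_x\ge\mathbf{1}-P_x$.
\item[(H2)] Each $v_x\in\mathcal{A}_{b_x}$ is self-adjoint.
\item[(H3)] $\|h_x\|\le C_{\mathrm{int}}$ and $\|v_x\|\le C_{\mathrm{int}}$ for all $x$.
\item[(H4)] $-a\sum_{y\in b_x}h_y\le v_x\le a\sum_{y\in b_x}h_y$ for all $x$.
\end{itemize}
Thus every site has a preferred state, leaving it costs energy at least $1$, and the interaction near $x$ is at most a fraction $a$ of the on-site energy near $x$.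

\subsection{The question}

For $\beta\in(0,\infty)$ let $\rho_\Lambda=e^{-\beta H_\Lambda}/\operatorname{tr}e^{-\beta H_\Lambda}$. Let $X\subset\Lambda$ be nonempty, let $W\in\mathcal{A}_X$ be self-adjoint, and let $\tilde\rho_\Lambda$ be the Gibbs state of $\tilde H_\Lambda=H_\Lambda+W$ at the same $\beta$. Nothing else is assumed about $W$; in particular $\tilde H_\Lambda$ need not belong to the class. We ask how much an observer in a distant region $Y$ sees of $W$.

The following bound, of the type ``local perturbations perturb locally'' (LPPL), is known. Given $D,q,R,C_{\mathrm{int}}$ there are $a\in(0,1)$ and $C_1,C_2,\xi_{\mathrm{LPPL}}>0$ such that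
\begin{equation}\label{eq:known}
\bigl|\operatorname{tr}(B\rho_\Lambda)-\operatorname{tr}(B\tilde\rho_\Lambda)\bigr|\le C_1\|B\|\,e^{2\beta\|W\|}\,e^{C_2(|X|+|Y|)}\,e^{-\operatorname{dist}(X,Y)/\xi_{\mathrm{LPPL}}}
\end{equation}
for all finite $\Lambda$, all $H_\Lambda$ in the class with parameter $a$, all $\beta\in(0,\infty)$, all nonempty $R$-connected $X,Y\subset\Lambda$, all self-adjoint $W\in\mathcal{A}_X$ and all $B\in\mathcal{A}_Y$. The bound deteriorates exponentially as $\beta\to\infty$. Adhikari, Henheik, Lemm and Wessel \cite{AHLW} state: ``We conjecture that for the systems we consider, the LPPL bound actually holds uniformly in temperature.'' They do not specify how the constants may depend on $W$. The following reading is our choice and not their wording.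

\begin{definition}\label{def:uniform}
Fix $D,q,R,C_{\mathrm{int}}$. \emph{Uniform LPPL holds for $a$ with decay length $\xi>0$} if there are a constant $C_2>0$ and a function $C_1:[0,\infty)\to(0,\infty)$ such that
\begin{equation}\label{eq:uniform}
\bigl|\operatorname{tr}(B\rho_\Lambda)-\operatorname{tr}(B\tilde\rho_\Lambda)\bigr|\le C_1(\|W\|)\,\|B\|\,e^{C_2(|X|+|Y|)}\,e^{-\operatorname{dist}(X,Y)/\xi}
\end{equation}
for all finite $\Lambda$, all $H_\Lambda$ in the class with parameter $a$, all $\beta\in(0,\infty)$, all nonempty $R$-connected $X,Y\subset\Lambda$, all self-adjoint $W\in\mathcal{A}_X$ and all $B\in\mathcal{A}_Y$.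
\end{definition}

In this reading the conjecture says: for all $D,q,R,C_{\mathrm{int}}$ there are $a\in(0,1)$ and $\xi>0$ such that uniform LPPL holds for $a$ with decay length $\xi$.

Which answer should one expect? If $V_\Lambda=0$ and $X\cap Y=\emptyset$, both Gibbs states factorize over $X$ and $\Lambda\setminus X$ with the same second factor, and the difference vanishes. (The same argument settles the case $R=0$, which is why we take $R\ge1$.) For small $a$ the unperturbed state is also simple at low temperature. Let $\Omega$ be a unit vector in the range of $\prod_xP_x$. The two nonnegative operators $a\sum_{y\in b_x}h_y\pm v_x$ have expectations $\pm\langle\Omega,v_x\Omega\rangle$ in $\Omega$, so both expectations vanish, both operators annihilate $\Omega$, and $v_x\Omega=0$. Summing (H4) over $x$ gives $H_\Lambda\ge(1-a\kappa)H^0_\Lambda\ge(1-a\kappa)(\mathbf{1}-|\Omega\rangle\langle\Omega|)$. For $a<1/\kappa$ the product vector $\Omega$ is therefore the unique ground state, with a gap, and $\rho_\Lambda\to|\Omega\rangle\langle\Omega|$ as $\beta\to\infty$.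

None of this survives in $\tilde H_\Lambda$. The perturbation can be large, it can change the ground state, and it can close the gap: Section~\ref{sec:rate} contains a one-site $W$ that makes the ground state degenerate, so that at low temperature $\tilde\rho_\Lambda$ reacts at order one to an arbitrarily small change of $W$. Nor can $W$ be removed cheaply: switching it off changes the partition function by a factor of up to $e^{\beta\|W\|}$, see \eqref{eq:monotone}. On the other hand, $W$ does not alter the energy cost of excitations outside $X$. Whatever happens inside $X$ must be carried to $Y$ by interaction terms, each of which is of order $a$ and spans a distance of at most $2R$. This suggests decay like $a^{\operatorname{dist}(X,Y)/(2R)}$, for every $W$ and every $\beta$. The results confirm this guess, including the rate.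

\subsection{Results}

\begin{theorem}[Uniform LPPL]\label{thm:main}
Let $a_0=\bigl(8e\,\kappa^3q^{2\kappa}C_{\mathrm{int}}\bigr)^{-1}$. For every $a\in(0,a_0)$, all finite $\Lambda$, all $H_\Lambda$ in the class with parameter $a$, all $\beta\in(0,\infty)$, all nonempty $X,Y\subset\Lambda$, all self-adjoint $W\in\mathcal{A}_X$ and all $B\in\mathcal{A}_Y$,
\[
\bigl|\operatorname{tr}(B\rho_\Lambda)-\operatorname{tr}(B\tilde\rho_\Lambda)\bigr|\le2\|B\|\,e^{(2\ln q+1/\kappa)|Y|}\Bigl(\frac{a}{a_0}\Bigr)^{\operatorname{dist}(X,Y)/(2R)} .
\]
In particular, \eqref{eq:uniform} holds with $a=a_0/e$, $C_1\equiv2$, $C_2=2\ln q+1$ and $\xi=2R$, and the conjecture is true in the reading of Definition~\ref{def:uniform}.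
\end{theorem}

The bound depends neither on $\|W\|$ nor on $|X|$, and $X$ and $Y$ need not be $R$-connected. The proof uses (H3) and (H4) only through the fact that they make the $v_x$ small in norm, and it uses nothing about the part of the Hamiltonian that lives inside $X$. The natural statement is therefore the following.

\begin{theorem}[Interactions small in norm]\label{thm:general}
Let $X,Y\subset\Lambda$ be nonempty. For $x\in\Lambda\setminus X$ let $h_x\in\mathcal{A}_{\{x\}}$ be self-adjoint with simple eigenvalue $0$, eigenprojection $P_x$, and $h_x\ge\mathbf{1}-P_x$. For $z\in\mathcal{Z}:=\{z\in\Lambda:b_z\not\subset X\}$ let $v_z\in\mathcal{A}_{b_z}$ be self-adjoint with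
\[
\|v_z\|\le\varepsilon,\qquad 0<\varepsilon\le\varepsilon_0:=\bigl(8e\,\kappa^2q^{2\kappa}\bigr)^{-1}.
\]
Let $K,\tilde K\in\mathcal{A}_X$ be arbitrary self-adjoint operators, and put $H=K+\sum_{x\notin X}h_x+\sum_{z\in\mathcal{Z}}v_z$ and $\tilde H=H-K+\tilde K$. Then for all $\beta\in(0,\infty)$ and all $B\in\mathcal{A}_Y$ the Gibbs states $\rho,\tilde\rho$ of $H,\tilde H$ satisfy
\[
\bigl|\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)\bigr|\le2\|B\|\,e^{(2\ln q+1/\kappa)|Y|}\Bigl(\frac{\varepsilon}{\varepsilon_0}\Bigr)^{\operatorname{dist}(X,Y)/(2R)} .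
\]
\end{theorem}

\begin{proof}[Proof of Theorem~\ref{thm:main} from Theorem~\ref{thm:general}]
By (H4) and (H3), $\|v_x\|\le a\|\sum_{y\in b_x}h_y\|\le a\kappa C_{\mathrm{int}}=:\varepsilon$, and $\varepsilon/\varepsilon_0=a/a_0<1$. Take $K=\sum_{x\in X}h_x+\sum_{z:\,b_z\subset X}v_z$ and $\tilde K=K+W$. For $a=a_0/e$ the last factor of the bound is $e^{-\operatorname{dist}(X,Y)/(2R)}$, and $(2\ln q+1/\kappa)|Y|\le(2\ln q+1)(|X|+|Y|)$.
\end{proof}

Theorem~\ref{thm:main} gives uniform LPPL for each $a<a_0$ with decay length $2R/\ln(a_0/a)$. The next two results show that this length has the right behavior for small $a$ and that a smallness condition on $a$ is needed.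

\begin{theorem}[Optimal decay length as $a\to0$]\label{thm:rate}
Let $0<a\le1/8$. If uniform LPPL holds for $a$ with decay length $\xi$, then $\xi\ge2R/\ln(1/a)$. Consequently, for $a<a_0$ the infimum $\xi_*(a)$ of the admissible decay lengths satisfies
\[
\frac{2R}{\ln(1/a)}\le\xi_*(a)\le\frac{2R}{\ln(a_0/a)},\qquad\text{so}\qquad
\xi_*(a)=\frac{2R}{\ln(1/a)}\Bigl(1+O\Bigl(\frac{1}{\ln(1/a)}\Bigr)\Bigr)\quad(a\to0).
\]
\end{theorem}

\begin{theorem}[Smallness of $a$ is necessary]\label{thm:fail}
For all $D,q,C_{\mathrm{int}}$, all $R\ge1$ and every $a\in[(R+1)^{-D},1)$, uniform LPPL fails for $a$, for every decay length $\xi$.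
\end{theorem}

Section~\ref{sec:tools} collects three tools, and Section~\ref{sec:two} shows on two sites how they combine. Theorem~\ref{thm:general} is proved in Sections~\ref{sec:cluster} and~\ref{sec:estimate}, Theorem~\ref{thm:rate} in Section~\ref{sec:rate}, and Theorem~\ref{thm:fail} in Section~\ref{sec:fail}.

\section{Three tools}\label{sec:tools}

All Hilbert spaces are finite-dimensional.

\subsection{Doubling}

A difference of two ratios with different denominators is awkward to expand. It becomes a single ratio in two copies of the system. Put $\mathcal{H}=H\otimes\mathbf{1}+\mathbf{1}\otimes\tilde H$ and $\mathcal{B}=B\otimes\mathbf{1}-\mathbf{1}\otimes B$, and let $\operatorname{Tr}$ be the trace on the doubled space. Since $e^{-\beta\mathcal{H}}=e^{-\beta H}\otimes e^{-\beta\tilde H}$,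
\begin{equation}\label{eq:doubling}
\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)=\frac{\operatorname{Tr}(\mathcal{B}e^{-\beta\mathcal{H}})}{\operatorname{Tr}e^{-\beta\mathcal{H}}} .
\end{equation}
The observable $\mathcal{B}$ is odd under exchange of the two copies, and in the setting of Theorem~\ref{thm:general} every term of $\mathcal{H}$ is even except the one that lives on $X$.

\subsection{Duhamel formula and Dyson series}

For operators $L,Q$, integrating the $s$-derivative of $e^{-sL}e^{-(t-s)(L+Q)}$ over $[0,t]$ gives
\begin{equation}\label{eq:duhamel}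
e^{-t(L+Q)}=e^{-tL}-\int_0^te^{-sL}\,Q\,e^{-(t-s)(L+Q)}\,ds .
\end{equation}
Iteration yields the norm convergent Dyson series
\begin{equation}\label{eq:dyson}
e^{-t(L+Q)}=\sum_{n\ge0}(-1)^n\int_{0<t_1<\dots<t_n<t}e^{-(t-t_n)L}Q\,e^{-(t_n-t_{n-1})L}\cdots Q\,e^{-t_1L}\,dt_1\cdots dt_n .
\end{equation}
We read such products from right to left as an evolution in imaginary time.

\subsection{Comparison with the full partition function}

If $L$ and $A$ are self-adjoint, then $L-A\ge L-\|A\|$, so by the min-max principle the $j$-th eigenvalue of $L-A$ is at least the $j$-th eigenvalue of $L$ minus $\|A\|$, and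
\begin{equation}\label{eq:monotone}
\operatorname{Tr}e^{-\beta(L-A)}\le e^{\beta\|A\|}\operatorname{Tr}e^{-\beta L}.
\end{equation}
The next lemma localizes \eqref{eq:monotone} in time: a term that is switched off for a time $s$ costs $e^{s\|A\|}$ and not $e^{\beta\|A\|}$. Recall the Schatten norms $\|T\|_p=(\operatorname{Tr}(T^*T)^{p/2})^{1/p}$ for $1\le p<\infty$, with $\|T\|_\infty=\|T\|$. They satisfy $\|GT\|_p\le\|G\|\,\|T\|_p$ and H\"older's inequality $|\operatorname{Tr}(T_m\cdots T_0)|\le\prod_i\|T_i\|_{p_i}$ for $\sum_i1/p_i=1$; see \cite{Simon}.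

\begin{lemma}\label{lem:compare}
Let $L,A_0,\dots,A_m$ be self-adjoint, let $G_0,\dots,G_m$ be arbitrary operators, and let $s_0,\dots,s_m>0$ with $\sum_is_i=\beta$. Then
\[
\bigl|\operatorname{Tr}\bigl[G_0\,e^{-s_m(L-A_m)}G_m\cdots e^{-s_1(L-A_1)}G_1\,e^{-s_0(L-A_0)}\bigr]\bigr|\le\prod_{i=0}^m\|G_i\|\;\exp\Bigl(\sum_{i=0}^ms_i\|A_i\|\Bigr)\operatorname{Tr}e^{-\beta L}.
\]
\end{lemma}

\begin{proof}
Group each exponential with the operator $G$ on its left and apply H\"older's inequality with $p_i=\beta/s_i$. By \eqref{eq:monotone},
\[
\bigl\|e^{-s_i(L-A_i)}\bigr\|_{\beta/s_i}=\bigl(\operatorname{Tr}e^{-\beta(L-A_i)}\bigr)^{s_i/\beta}\le e^{s_i\|A_i\|}\bigl(\operatorname{Tr}e^{-\beta L}\bigr)^{s_i/\beta},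
\]
and the exponents $s_i/\beta$ add up to $1$.
\end{proof}

The lemma asks nothing of $L$ except self-adjointness. This is how arbitrary $K$ and $\tilde K$ will be handled.

\section{Two sites}\label{sec:two}

Take $\Lambda=\{0,1\}$, $q=2$, $X=\{0\}$, $Y=\{1\}$. Let $h=|1\rangle\langle1|$ on site $1$, let $v$ be self-adjoint on both sites, and let $H=K+h+v$, $\tilde H=\tilde K+h+v$ with $K,\tilde K$ self-adjoint on site $0$.

\begin{proposition}\label{prop:two}
If $\|v\|\le\varepsilon<\frac12$, then for all $K,\tilde K$, all $\beta$ and all $B\in\mathcal{A}_{\{1\}}$,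
\[
|\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)|\le\frac{60\,\varepsilon}{1-2\varepsilon}\,\|B\| .
\]
\end{proposition}

\begin{proof}
In the doubled system write $\mathcal{H}=\mathcal{H}^0+\mathcal{V}$ with $\mathcal{V}=v\otimes\mathbf{1}+\mathbf{1}\otimes v$, so $\|\mathcal{V}\|\le2\varepsilon$, and $\mathcal{H}^0=\mathcal{K}+\mathfrak{h}$, where $\mathcal{K}=K\otimes\mathbf{1}+\mathbf{1}\otimes\tilde K$ and $\mathfrak{h}=h\otimes\mathbf{1}+\mathbf{1}\otimes h$. The doubled site $1$ has the basis $|k\rangle=|k'\rangle\otimes|k''\rangle$ with $k=(k',k'')\in\{0,1\}^2$, in which $\mathfrak{h}$ has eigenvalues $e(k)=k'+k''$. Write $\mathbf{0}=(0,0)$. With matrix elements taken over site $1$ and $\operatorname{Tr}_X$ the trace over the doubled site $0$,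
\[
\operatorname{Tr}(\mathcal{B}e^{-\beta\mathcal{H}})=\sum_{k,l}\langle l|\mathcal{B}|k\rangle\,\operatorname{Tr}_X\langle k|e^{-\beta\mathcal{H}}|l\rangle .
\]
The term $k=l=\mathbf{0}$ carries no small factor, but it vanishes, because $\langle\mathbf{0}|\mathcal{B}|\mathbf{0}\rangle=\langle0|B|0\rangle-\langle0|B|0\rangle=0$. For $k\ne\mathbf{0}$, \eqref{eq:duhamel} gives
\begin{equation}\label{eq:twosite}
\operatorname{Tr}_X\langle k|e^{-\beta\mathcal{H}}|l\rangle=\delta_{kl}\,e^{-\beta e(k)}\operatorname{Tr}_Xe^{-\beta\mathcal{K}}-\int_0^\beta e^{-se(k)}\operatorname{Tr}_X\bigl[e^{-s\mathcal{K}}\langle k|\mathcal{V}e^{-(\beta-s)\mathcal{H}}|l\rangle\bigr]ds .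
\end{equation}
The first terms cancel in the sum: $\langle k|\mathcal{B}|k\rangle$ is $0$ for $k=(1,1)$ and takes opposite values at $(0,1)$ and $(1,0)$, which have the same energy. In the integral we keep the factor $e^{-se(k)}\le e^{-s}$ and use $e^{-s\mathcal{K}}=\langle\mathbf{0}|e^{-s\mathcal{H}^0}|\mathbf{0}\rangle$ to rewrite the trace as
\[
\operatorname{Tr}\bigl[\,|l\rangle\langle\mathbf{0}|\;e^{-s(\mathcal{H}-\mathcal{V})}\;|\mathbf{0}\rangle\langle k|\mathcal{V}\;e^{-(\beta-s)\mathcal{H}}\bigr].
\]
By Lemma~\ref{lem:compare} its modulus is at most $2\varepsilon\,e^{2\varepsilon s}\operatorname{Tr}e^{-\beta\mathcal{H}}$, so the integral is at most $\frac{2\varepsilon}{1-2\varepsilon}\operatorname{Tr}e^{-\beta\mathcal{H}}$. For $k=\mathbf{0}\ne l$ the quantity $\operatorname{Tr}_X\langle\mathbf{0}|e^{-\beta\mathcal{H}}|l\rangle$ is the complex conjugate of $\operatorname{Tr}_X\langle l|e^{-\beta\mathcal{H}}|\mathbf{0}\rangle$ and obeys the same bound. There are $15$ pairs $(k,l)\ne(\mathbf{0},\mathbf{0})$, each with $|\langle l|\mathcal{B}|k\rangle|\le2\|B\|$. Now use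 \eqref{eq:doubling}.
\end{proof}

The order $\varepsilon$ is correct. Let $\sigma^x=|0\rangle\langle1|+|1\rangle\langle0|$ and $\sigma^z=|0\rangle\langle0|-|1\rangle\langle1|$, and take $v=\varepsilon\,\sigma^z\otimes\sigma^x$, $K=-\sigma^z$, $\tilde K=\sigma^z$, $B=\sigma^x$. In the ground states of $H$ and $\tilde H$ site $0$ has $\sigma^z=\pm1$ and site $1$ is in the ground state of $h\pm\varepsilon\sigma^x$, which has energy $\frac12(1-\sqrt{1+4\varepsilon^2})$ and $\langle\sigma^x\rangle=\mp2\varepsilon/\sqrt{1+4\varepsilon^2}$. The difference of expectations tends to $4\varepsilon/\sqrt{1+4\varepsilon^2}$ in modulus as $\beta\to\infty$. The example also shows why the factor $e^{-(\beta-s)\mathcal{H}}$ in \eqref{eq:twosite} must not be expanded further and compared with $\mathcal{H}^0$: the interaction lowers the ground state energy, so $\operatorname{Tr}(\mathcal{B}e^{-\beta\mathcal{H}})/\operatorname{Tr}e^{-\beta\mathcal{H}^0}$ grows exponentially in $\beta$.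

Three features of the proof persist. We expanded in the interaction only along a time interval on which a site was excited, so the time integral converged without a factor $\beta$. The terms that did not feel $X$ cancelled under exchange of the copies. The rest was compared with the full $\operatorname{Tr}e^{-\beta\mathcal{H}}$, at a price $e^{2\varepsilon s}$ proportional in the exponent to the excited time, which the gain $e^{-s}$ absorbs. What is special to two sites is that the first interaction term already acts on $X$, so one Duhamel step suffices. In general the first term creates or meets excitations at other sites, and these must be followed until they either reach $X$ or close up. The next section organizes this.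

\section{The cluster attached to the observable}\label{sec:cluster}

We work in the setting of Theorem~\ref{thm:general}. If $\operatorname{dist}(X,Y)=0$, the left side is at most $2\|B\|$ and there is nothing to prove. So let $\operatorname{dist}(X,Y)>0$; then $Y\subset\Lambda':=\Lambda\setminus X$.

\subsection{The doubled system and its labels}

Each site now carries $\mathbb{C}^q\otimes\mathbb{C}^q$, and
\[
\mathcal{H}=\mathcal{H}^0+\sum_{z\in\mathcal{Z}}\mathcal{V}_z,\qquad\mathcal{H}^0=\mathcal{K}+\sum_{x\in\Lambda'}\mathfrak{h}_x,
\]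
with $\mathcal{K}=K\otimes\mathbf{1}+\mathbf{1}\otimes\tilde K$, $\mathfrak{h}_x=h_x\otimes\mathbf{1}+\mathbf{1}\otimes h_x$ and $\mathcal{V}_z=v_z\otimes\mathbf{1}+\mathbf{1}\otimes v_z$. Thus $\|\mathcal{V}_z\|\le2\varepsilon$ and $\|\mathcal{B}\|\le2\|B\|$.

At each $x\in\Lambda'$ fix an orthonormal eigenbasis $\varphi_0,\dots,\varphi_{q-1}$ of $h_x$ with $\varphi_0$ spanning the range of $P_x$. A \emph{label} is a pair $k=(k',k'')\in\{0,\dots,q-1\}^2$; it stands for the eigenvector $|k\rangle=\varphi_{k'}\otimes\varphi_{k''}$ of $\mathfrak{h}_x$, with eigenvalue $e_x(k)$. With $\mathbf{0}=(0,0)$ we have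
\begin{equation}\label{eq:gap}
e_x(\mathbf{0})=0,\qquad e_x(k)\ge1\quad\text{for }k\ne\mathbf{0}.
\end{equation}
Let $\mathcal{P}_x=|\mathbf{0}\rangle\langle\mathbf{0}|$ at $x$ and $\mathcal{P}_S=\prod_{x\in S}\mathcal{P}_x$ for $S\subset\Lambda'$. For $z\in\mathcal{Z}$ let $S_z=b_z\setminus X\neq\emptyset$. We never choose a basis on $X$. If $G$ acts on $S\cup X$ and $k^\pm$ are labelings of $S\subset\Lambda'$, then $\langle k^+|G|k^-\rangle$ denotes the partial matrix element over $S$. It is an operator on the doubled space of $X$, of norm at most $\|G\|$, since it is $G$ sandwiched between the isometries $\psi\mapsto\psi\otimes|k^\pm\rangle$. It is a scalar if $G$ acts only on $S$.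

\subsection{Events, segments and the labeled expansion}

An \emph{event set} is a finite set $\eta=\{(t_1,z_1),\dots,(t_n,z_n)\}$ with $0<t_1<\dots<t_n<\beta$ and $z_i\in\mathcal{Z}$. Event $i$ has support $S_i:=S_{z_i}$. To every event set we adjoin \emph{event $0$}, at time $0$ with support $S_0:=Y$; it stands for the observable and is not counted in $|\eta|=n$. An event \emph{touches} the sites of its support. We write
\[
\int d\eta\,g(\eta)=\sum_{n\ge0}\ \sum_{z_1,\dots,z_n\in\mathcal{Z}}\ \int_{0<t_1<\dots<t_n<\beta}g(\eta)\,dt_1\cdots dt_n .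
\]
For absolutely integrable $g$,
\begin{equation}\label{eq:split}
\int d\eta\sum_{\eta'\subset\eta}g(\eta',\eta\setminus\eta')=\int d\eta'\int d\eta''\,g(\eta',\eta'') .
\end{equation}
Indeed, up to a null set, a pair consisting of an increasing $m$-tuple and an increasing $r$-tuple of times is the same as an increasing $(m+r)$-tuple together with the choice of the $m$ positions that belong to the first tuple.

Because of the trace, time is a circle $\mathbb{R}/\beta\mathbb{Z}$. For $x\in\Lambda'$, the times of the events that touch $x$ cut the circle into open intervals $I$; the pairs $(x,I)$ are the \emph{segments} of $\eta$, and the two events that bound $I$ are its endpoints. If $x$ is touched once, there is one segment and its two endpoints coincide. If $x$ is not touched, there is one segment without endpoints. A \emph{labeling} assigns a label to each segment, and $k_i^+,k_i^-$ denote the labels on $S_i$ just after and just before event $i$. A segment is \emph{excited} if its label is not $\mathbf{0}$.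

\begin{lemma}\label{lem:insert}
Let $\eta$ be an event set with $|\eta|=n$, let $G_0$ act on $Y$, and let $G_i$ act on $S_i\cup X$ for $1\le i\le n$. Then
\begin{multline*}
\operatorname{Tr}\bigl[G_0\,e^{-(\beta-t_n)\mathcal{H}^0}G_n\cdots G_1\,e^{-t_1\mathcal{H}^0}\bigr]\\
=\sum_{\mathrm{labelings}}\langle k_0^+|G_0|k_0^-\rangle\operatorname{Tr}_X\bigl[e^{-(\beta-t_n)\mathcal{K}}\langle k_n^+|G_n|k_n^-\rangle\cdots\langle k_1^+|G_1|k_1^-\rangle e^{-t_1\mathcal{K}}\bigr]\prod_{(x,I)}e^{-|I|\,e_x(k)},
\end{multline*}
where the product runs over all segments and $k$ is the label of $(x,I)$.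
\end{lemma}

\begin{proof}
In each of the $n+1$ exponentials insert the resolution of the identity in the product basis on $\Lambda'$. On the basis vector with labels $(k_x)_{x\in\Lambda'}$ the operator $e^{-s\mathcal{H}^0}$ acts as $e^{-s\mathcal{K}}\prod_xe^{-se_x(k_x)}$. Since $G_i$ is the identity on $\Lambda'\setminus S_i$, only terms in which the labels outside $S_i$ agree before and after event $i$ survive, that is, terms in which the label is constant on each segment.
\end{proof}

A \emph{configuration} $\omega$ is an event set with a labeling. The Dyson series \eqref{eq:dyson} with $L=\mathcal{H}^0$, $Q=\sum_z\mathcal{V}_z$, followed by Lemma~\ref{lem:insert} with $G_0=\mathcal{B}$, $G_i=\mathcal{V}_{z_i}$, gives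
\begin{equation}\label{eq:labeled}
\operatorname{Tr}(\mathcal{B}e^{-\beta\mathcal{H}})=\int d\eta\sum_{\mathrm{labelings}}\mathsf{w}(\omega),
\end{equation}
\[
\mathsf{w}(\omega)=(-1)^n\langle k_0^+|\mathcal{B}|k_0^-\rangle\operatorname{Tr}_X\bigl[e^{-(\beta-t_n)\mathcal{K}}M_n\cdots M_1e^{-t_1\mathcal{K}}\bigr]\prod_{(x,I)}e^{-|I|\,e_x(k)},\qquad M_i=\langle k_i^+|\mathcal{V}_{z_i}|k_i^-\rangle .
\]
The series converges absolutely: there are at most $|\Lambda'|+|Y|+\kappa n$ segments with $q^2$ labels each, $|\mathsf{w}(\omega)|\le2\|B\|(2\varepsilon)^nq^{2|X|}e^{\beta\|\mathcal{K}\|}$, and the events contribute $(\beta|\mathcal{Z}|)^n/n!$. This crude bound depends on $\beta$, $\mathcal{K}$ and $\Lambda$; we use it only to justify rearrangements.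

\subsection{Clusters}

In a configuration $\omega$, link two events if they are the two endpoints of an excited segment, and let $\mathcal{C}(\omega)$ be the connected component of event $0$; see Figure~\ref{fig:cluster}. The choice of this graph has two reasons. Excited segments are exponentially suppressed in their length by \eqref{eq:gap}, so large components are rare whatever $\beta$ is. And every segment that joins $\mathcal{C}(\omega)$ to another event carries the one label $\mathbf{0}$, so the component passes no information to the other events through $\Lambda'$, except that it occupies a region of space-time. We fix the component and resum all the rest.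

\begin{figure}[ht]
\centering
\begin{tikzpicture}[xscale=0.95,yscale=0.9]
\fill[gray!20] (-0.3,0) rectangle (0.3,4);
\foreach \x in {0,...,7} {\draw[gray!50] (\x,0)--(\x,4); \node[below] at (\x,-0.1) {\small $\x$};}
\draw[dotted] (-0.6,0)--(7.5,0); \draw[dotted] (-0.6,4)--(7.5,4);
\node[left] at (-0.6,0) {$0$}; \node[left] at (-0.6,4) {$\beta$};
\node[above] at (0,4) {$X$}; \node[above] at (6,4.1) {$Y$};
\fill (6,0) circle (0.11); \fill (6,4) circle (0.11);
\draw[line width=2.6pt] (3.8,0.8)--(6.2,0.8) (-0.2,1.4)--(2.2,1.4) (1.8,2.2)--(4.2,2.2);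
\draw[line width=1.4pt] (6,0)--(6,0.8) (4,0.8)--(4,2.2) (2,1.4)--(2,2.2);
\draw[line width=2.6pt,gray] (4.8,1.9)--(7.2,1.9) (4.8,3)--(7.2,3) (0.8,3.3)--(3.2,3.3);
\draw[line width=1.4pt,gray,dashed] (5,1.9)--(5,3) (7,1.9)--(7,3);
\end{tikzpicture}
\caption{A configuration for $D=R=1$, $X=\{0\}$, $Y=\{6\}$. Sites run horizontally and imaginary time vertically, with $0$ and $\beta$ identified. Horizontal bars are interaction events, the dot is the observable (event $0$), thick vertical lines are excited segments, and thin vertical lines carry the label $\mathbf{0}$. The three black events are linked to the observable by excited segments and form its cluster, which reaches $X$ with the least possible number $\operatorname{dist}(X,Y)/(2R)=3$ of events. The gray events and the dashed excited segments do not belong to the cluster; a gray event may sit anywhere except across a black vertical line.}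
\label{fig:cluster}
\end{figure}

\begin{definition}\label{def:cluster}
Let $\eta'=\{(t_i,z_i)\}_{i=1}^m$ be an event set. Its \emph{arcs} are its segments at the sites of $\bigcup_{i=0}^mS_i$; there are $\sum_{i=0}^m|S_i|\le|Y|+\kappa m$ of them. A \emph{cluster} $\gamma$ on $\eta'$ is a labeling of the arcs such that the graph on $\{0,\dots,m\}$ whose edges are the excited arcs is connected.
\end{definition}

Let $\gamma$ be a cluster on $\eta'$, and put $t_0=0$, $t_{m+1}=\beta$. Let $O(\gamma)$ be the set of excited arcs and $\ell(\gamma)$ their total length. Arcs begin and end at event times, so for $0\le i\le m$ each arc either contains $(t_i,t_{i+1})$ or is disjoint from it. Let $O_i\subset\Lambda'$ be the set of sites at which an excited arc contains $(t_i,t_{i+1})$. Then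
\begin{equation}\label{eq:length}
\sum_{i=0}^m(t_{i+1}-t_i)|O_i|=\ell(\gamma).
\end{equation}
For $O\subset\Lambda'$ let $\mathcal{H}[O]=\mathcal{H}^0+\sum_{z\in\mathcal{Z}:\,S_z\cap O=\emptyset}\mathcal{V}_z$ be the Hamiltonian in which the interactions that touch $O$ are switched off. With $k_i^\pm$ and $M_i=\langle k_i^+|\mathcal{V}_{z_i}|k_i^-\rangle$ computed from the labels of $\gamma$, define
\begin{align}
w(\gamma)&=(-1)^m\langle k_0^+|\mathcal{B}|k_0^-\rangle\prod_{(x,I)\in O(\gamma)}e^{-|I|\,e_x(k)},\label{eq:w}\\
F(\gamma)&=\operatorname{Tr}\bigl[\mathcal{P}_Y\,e^{-(\beta-t_m)\mathcal{H}[O_m]}\,M_m\mathcal{P}_{S_m}\cdots e^{-(t_2-t_1)\mathcal{H}[O_1]}\,M_1\mathcal{P}_{S_1}\,e^{-t_1\mathcal{H}[O_0]}\bigr].\label{eq:F}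
\end{align}
The factor $F(\gamma)$ describes the environment of the cluster. As in Section~\ref{sec:two}, the sites under an excited arc are kept in the trace, but are placed in the state $\mathbf{0}$, where they cost nothing; this is what makes $F(\gamma)$ comparable with $\operatorname{Tr}e^{-\beta\mathcal{H}}$.

\begin{proposition}\label{prop:cluster}
With an absolutely convergent right side,
\begin{equation}\label{eq:cluster}
\operatorname{Tr}(\mathcal{B}e^{-\beta\mathcal{H}})=\int d\eta'\sum_{\gamma\ \mathrm{cluster\ on}\ \eta'}w(\gamma)F(\gamma).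
\end{equation}
\end{proposition}

\begin{proof}
\emph{Step 1: sorting.} In \eqref{eq:labeled} sort the labelings according to the subset $\eta'\subset\eta$ with $\mathcal{C}(\omega)=\{0\}\cup\eta'$ and apply \eqref{eq:split}:
\[
\operatorname{Tr}(\mathcal{B}e^{-\beta\mathcal{H}})=\int d\eta'\int d\eta''\sum_{\omega\in\mathsf{L}(\eta',\eta'')}\mathsf{w}(\omega),
\]
where $\mathsf{L}(\eta',\eta'')$ is the set of labelings of $\eta=\eta'\cup\eta''$ with $\mathcal{C}(\omega)=\{0\}\cup\eta'$. We call the events of $\{0\}\cup\eta'$ \emph{cluster events} and those of $\eta''$ \emph{rest events}.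

\emph{Step 2: a bijection.} Fix $\eta',\eta''$ with distinct times. Say that $\eta''$ \emph{avoids} the cluster $\gamma$ if $S_z\cap O_i=\emptyset$ for each $(s,z)\in\eta''$ with $s\in(t_i,t_{i+1})$; this means that no rest event cuts an excited arc, so each excited arc is a single segment of $\eta$. Let $\mathsf{L}'$ be the set of pairs $(\gamma,\nu)$, where $\gamma$ is a cluster on $\eta'$ avoided by $\eta''$ and $\nu$ is a labeling of $\eta$ that equals $\mathbf{0}$ on every segment with a cluster event as an endpoint. Let $\Phi(\gamma,\nu)$ be the labeling of $\eta$ that agrees with $\gamma$ on $O(\gamma)$ and with $\nu$ elsewhere. We show that $\Phi$ is a bijection from $\mathsf{L}'$ onto $\mathsf{L}(\eta',\eta'')$.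

Let $\omega=\Phi(\gamma,\nu)$. The arcs of $O(\gamma)$ are excited segments of $\omega$ and link all cluster events. A segment that joins a cluster event to a rest event is not in $O(\gamma)$, so its label is that of $\nu$, namely $\mathbf{0}$. Hence $\mathcal{C}(\omega)=\{0\}\cup\eta'$.

Conversely, let $\omega\in\mathsf{L}(\eta',\eta'')$, and label the arcs of $\eta'$ by the following rule. An arc that is cut by no rest event is a segment of $\omega$ and keeps its label. An arc that is cut by a rest event receives the label $\mathbf{0}$; its first and last segments join a cluster event to a rest event, so they have the label $\mathbf{0}$ in $\omega$. The excited segments of $\omega$ that link cluster events are uncut arcs, so the rule produces a cluster $\gamma$, and $\eta''$ avoids it. Let $\nu$ be $\omega$ with the labels on $O(\gamma)$ reset to $\mathbf{0}$. A segment with a cluster event as an endpoint is either an uncut arc, on which $\nu=\mathbf{0}$ by construction, or the first or last segment of a cut arc, on which $\omega$ is already $\mathbf{0}$. So $(\gamma,\nu)\in\mathsf{L}'$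 and $\Phi(\gamma,\nu)=\omega$. Finally, the rule applied to $\Phi(\gamma,\nu)$ returns $\gamma$, and then $\nu$: an excited arc of $\gamma$ is uncut and keeps its label, and an arc with label $\mathbf{0}$ in $\gamma$ receives $\mathbf{0}$ whether it is cut or not.

\emph{Step 3: factorization of the weight.} Let $\omega=\Phi(\gamma,\nu)$. Next to a cluster event the labels of $\omega$ are those of $\gamma$: they agree on excited arcs, and both are $\mathbf{0}$ on the other adjacent segments. Next to a rest event the labels of $\omega$ are those of $\nu$. On $O(\gamma)$ the labeling $\nu$ has energy $0$. Therefore $\mathsf{w}(\omega)=w(\gamma)\,\mathsf{w}_\gamma(\eta'',\nu)$, where $\mathsf{w}_\gamma(\eta'',\nu)$ is $(-1)^{|\eta''|}$ times the product of $e^{-|I|e_x(\nu)}$ over all segments of $\eta$, times the time-ordered trace over $X$ with the operator $M_i$ of $\gamma$ at each cluster event $i\ge1$ and the matrix element of $\mathcal{V}_z$ in the labels of $\nu$ at each rest event.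

\emph{Step 4: resummation.} Fix $\gamma$ and expand each exponential in \eqref{eq:F} by \eqref{eq:dyson} around $\mathcal{H}^0$. The product of the $m+1$ series is an integral $\int d\eta''$ over the event sets that avoid $\gamma$. Apply Lemma~\ref{lem:insert} to $\eta'\cup\eta''$ with the operators $\mathcal{P}_Y$ at event $0$, $M_i\mathcal{P}_{S_i}$ at the other cluster events and $\mathcal{V}_z$ at the rest events. The matrix element of $M_i\mathcal{P}_{S_i}$ over $S_i$ is $M_i$ if all adjacent labels are $\mathbf{0}$ and zero otherwise, and that of $\mathcal{P}_Y$ is $1$ or $0$ by the same rule. Hence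
\[
F(\gamma)=\int d\eta''\;\mathbf{1}[\eta''\text{ avoids }\gamma]\sum_\nu\mathsf{w}_\gamma(\eta'',\nu),
\]
with $\nu$ as in Step 2. Steps 1--4 give \eqref{eq:cluster}; absolute convergence is inherited from \eqref{eq:labeled}, of which \eqref{eq:cluster} is a partial resummation.
\end{proof}

\section{Cancellation, bounds and counting}\label{sec:estimate}

\subsection{Only clusters that reach \texorpdfstring{$X$}{X} contribute}

The Hamiltonian $\mathcal{H}$ is not symmetric under exchange of the copies, since $K\ne\tilde K$. We therefore exchange the labels of the cluster only and leave the environment alone. This is possible because cluster and environment meet along the label $\mathbf{0}$, which the exchange fixes. Say that $\gamma$ \emph{reaches $X$} if $b_{z_i}\cap X\ne\emptyset$ for some $i\ge1$; this is a property of the event set.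

\begin{lemma}\label{lem:cancel}
If $b_{z_i}\cap X=\emptyset$ for all events of $\eta'$, then $\sum_{\gamma\ \mathrm{on}\ \eta'}w(\gamma)F(\gamma)=0$. If a cluster with $m$ events reaches $X$, then $m\ge m_0:=\lceil\operatorname{dist}(X,Y)/(2R)\rceil$.
\end{lemma}

\begin{proof}
Let $\sigma(k',k'')=(k'',k')$, and let $\sigma\gamma$ be obtained from $\gamma$ by applying $\sigma$ to every label. Since $\sigma k=\mathbf{0}$ only for $k=\mathbf{0}$ and $e_x(\sigma k)=e_x(k)$, the set $O(\gamma)$, the sets $O_i$, the energies and connectedness are unchanged. So $\sigma$ is an involution of the set of clusters on $\eta'$. For $S\subset\Lambda'$ let $U_S$ be the unitary that exchanges the two copies on $S$, so $U_S|k\rangle=|\sigma k\rangle$. Since $b_{z_i}=S_i\subset\Lambda'$, we have $U_{S_i}^*\mathcal{V}_{z_i}U_{S_i}=\mathcal{V}_{z_i}$, hence $\langle\sigma k_i^+|\mathcal{V}_{z_i}|\sigma k_i^-\rangle=M_i$ and $F(\sigma\gamma)=F(\gamma)$. Since $U_Y^*\mathcal{B}U_Y=-\mathcal{B}$, we have $w(\sigma\gamma)=-w(\gamma)$. The sum equals its own negative.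

Suppose $b_{z_i}\cap X\ne\emptyset$ and take a path without repetitions $0=j_0,j_1,\dots,j_p=i$ in the graph of $\gamma$, so $1\le p\le m$. The supports of consecutive events share a site. Thus $b_{z_{j_1}}$ meets $Y$, consecutive balls intersect, the last ball meets $X$, and each of the $p$ balls has diameter at most $2R$. Hence $\operatorname{dist}(X,Y)\le2Rp\le2Rm$.
\end{proof}

\subsection{The weight of one cluster}

\begin{lemma}\label{lem:single}
Let $\mu=1-2\varepsilon\kappa$. Then $\mu\ge\frac12$, and every cluster $\gamma$ with $m$ events satisfies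
\[
|w(\gamma)F(\gamma)|\le2\|B\|\,(2\varepsilon)^m\,e^{-\mu\ell(\gamma)}\operatorname{Tr}e^{-\beta\mathcal{H}} .
\]
\end{lemma}

\begin{proof}
We have $2\varepsilon\kappa\le2\varepsilon_0\kappa=(4e\kappa q^{2\kappa})^{-1}\le\frac12$. By \eqref{eq:gap}, $|w(\gamma)|\le2\|B\|e^{-\ell(\gamma)}$. Write $\mathcal{H}[O_i]=\mathcal{H}-A_i$ with $A_i=\sum_{z:\,S_z\cap O_i\ne\emptyset}\mathcal{V}_z$. At most $\kappa|O_i|$ balls meet $O_i$, so $\|A_i\|\le2\varepsilon\kappa|O_i|$. Lemma~\ref{lem:compare} with $L=\mathcal{H}$ and $s_i=t_{i+1}-t_i$, the bounds $\|M_i\mathcal{P}_{S_i}\|\le2\varepsilon$, $\|\mathcal{P}_Y\|=1$, and \eqref{eq:length} give $|F(\gamma)|\le(2\varepsilon)^me^{2\varepsilon\kappa\ell(\gamma)}\operatorname{Tr}e^{-\beta\mathcal{H}}$.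
\end{proof}

This is the step in which a factor $e^{2\beta\|W\|}$ is avoided. The operator $\mathcal{K}$ is never switched off; only the space-time region occupied by $\gamma$ is paid for.

\subsection{Summation over clusters}

Combining \eqref{eq:doubling}, Proposition~\ref{prop:cluster} and Lemmas~\ref{lem:cancel} and~\ref{lem:single},
\begin{equation}\label{eq:presum}
|\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)|\le2\|B\|\sum_{m\ge m_0}(2\varepsilon)^m\int_{|\eta'|=m}d\eta'\sum_{\gamma\ \mathrm{on}\ \eta'}e^{-\mu\ell(\gamma)} .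
\end{equation}
The measure $d\eta'$ has total mass $(\beta|\mathcal{Z}|)^m/m!$ on $|\eta'|=m$, so connectedness must be used twice, in space against $|\mathcal{Z}|$ and in time against $\beta$. A spanning tree does both: it places each event near its parent in space, and at a time distance $s$ from it with weight $e^{-\mu s}$.

Call a set $\tau$ of arcs of $\eta'$ a \emph{spanning tree} if it forms a spanning tree on the vertices $\{0,\dots,m\}$. The excited arcs of a cluster contain such a $\tau$, and then $\ell(\gamma)\ge\sum_{(x,I)\in\tau}|I|$. There are at most $q^{2(|Y|+\kappa m)}$ labelings of the arcs. Hence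
\begin{equation}\label{eq:Sigma}
\int_{|\eta'|=m}d\eta'\sum_\gamma e^{-\mu\ell(\gamma)}\le q^{2(|Y|+\kappa m)}\,\Sigma_m,\qquad\Sigma_m:=\int_{|\eta'|=m}d\eta'\sum_{\tau}e^{-\mu\sum_{(x,I)\in\tau}|I|}.
\end{equation}

Root $\tau$ at event $0$. An arc of $\tau$ leaves its parent at a site $x$ of the parent's support, forward or backward in time, and the pair $(x,\pm)$, called a \emph{slot}, determines the arc. So distinct children of an event use distinct slots, and the branching number is bounded. This suggests the following abstraction. A \emph{slot tree} is a finite rooted tree in which every nonroot node carries a number, the children of a node carry distinct numbers, and the numbers lie in $\{1,\dots,2|Y|\}$ for children of the root and in $\{1,\dots,2\kappa\}$ otherwise. A node is identified by the sequence of numbers along the path from the root. Let $N_m$ be the number of slot trees with $m$ nonroot nodes.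

\begin{lemma}\label{lem:Sigma}
$\Sigma_m\le N_m(\kappa/\mu)^m$.
\end{lemma}

\begin{proof}
Fix a numbering of $Y\times\{+,-\}$ by $1,\dots,2|Y|$ and, for each $z\in\mathcal{Z}$, a numbering of $S_z\times\{+,-\}$ by distinct elements of $\{1,\dots,2\kappa\}$. A pair $(\eta',\tau)$ then defines a slot tree $\mathsf{T}$, a bijection $\pi$ from its nonroot nodes to the events $\{1,\dots,m\}$, and for each nonroot node $u$ the center $z_u$ of its event and the length $s_u\in(0,\beta)$ of the arc from its parent $u^\uparrow$. If $(x_u,\pm)$ is the slot of that arc, then $x_u\in b_{z_u}$ and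
\begin{equation}\label{eq:times}
t_{\pi(u)}=t_{\pi(u^\uparrow)}\pm s_u\pmod\beta,
\end{equation}
where the root has time $0$. The slot $(x_u,\pm)$ is determined by the number of $u$ and the center of $u^\uparrow$. Choosing the centers from the root downward, there are at most $\kappa$ choices of $z_u$ with $x_u\in b_{z_u}$, so at most $\kappa^m$ families $(z_u)$ for a given $\mathsf{T}$.

Fix $\mathsf{T}$, $(z_u)$ and $\pi$. For given times there is at most one $\tau$ with these data, since slots determine arcs. The relations \eqref{eq:times} define a map $(t_i)\mapsto(s_u)$ of the torus $(\mathbb{R}/\beta\mathbb{Z})^m$ whose matrix, with parents listed before children, is triangular with integer entries and diagonal entries $\pm1$. It is a measure preserving bijection. For fixed $\mathsf{T}$ and $(z_u)$, the regions of $s$ that arise from different $\pi$ are disjoint, because $s$ determines the time of every node by \eqref{eq:times}, and $\pi$ is the order of these times. Therefore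
\[
\Sigma_m\le\sum_{\mathsf{T}}\sum_{(z_u)}\int_{(0,\beta)^m}e^{-\mu\sum_us_u}\,ds\le N_m\,\kappa^m\mu^{-m}.\qedhere
\]
\end{proof}

\begin{lemma}\label{lem:trees}
With $u_*=1/(2e\kappa)$ we have $\sum_{m\ge0}N_mu_*^m\le e^{|Y|/\kappa}$.
\end{lemma}

\begin{proof}
Consider the subtrees that can hang at one slot: trees in which every node has $2\kappa$ available numbers for its children. Let $f_j$ be the sum of $u_*^{\#\mathrm{nodes}}$ over such trees with at most $j$ levels. Each slot of the top node is empty or carries a tree with at most $j$ levels, so $f_0=0$ and $f_{j+1}=u_*(1+f_j)^{2\kappa}$. If $f_j\le\frac1{2\kappa}$, then $f_{j+1}\le u_*(1+\frac1{2\kappa})^{2\kappa}\le u_*e=\frac1{2\kappa}$. So $f:=\sup_jf_j\le\frac1{2\kappa}$, and $\sum_mN_mu_*^m=(1+f)^{2|Y|}\le e^{|Y|/\kappa}$.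
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:general}]
Put $\lambda=2\varepsilon\kappa q^{2\kappa}/\mu$. Since $\mu\ge\frac12$,
\[
\frac{\lambda}{u_*}=\frac{4e\kappa^2q^{2\kappa}\varepsilon}{\mu}\le\frac{\varepsilon}{\varepsilon_0}\le1 .
\]
By \eqref{eq:presum}, \eqref{eq:Sigma} and Lemmas~\ref{lem:Sigma} and~\ref{lem:trees},
\[
|\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)|\le2\|B\|q^{2|Y|}\sum_{m\ge m_0}N_m\lambda^m\le2\|B\|q^{2|Y|}\Bigl(\frac{\varepsilon}{\varepsilon_0}\Bigr)^{m_0}e^{|Y|/\kappa},
\]
and $m_0\ge\operatorname{dist}(X,Y)/(2R)$.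
\end{proof}

\begin{remark}[Use of the hypotheses]\label{rem:hyp}
Simplicity of the eigenvalue $0$ and the gap give \eqref{eq:gap}: there is one free label, it is fixed by the exchange (Lemma~\ref{lem:cancel}), and all others cost $e^{-|I|}$ (Lemma~\ref{lem:single}). Without simplicity the theorem is false, see Remark~\ref{rem:simple}. The value $1$ of the gap is a normalization: if $h_x\ge\delta(\mathbf{1}-P_x)$, apply the theorem to $H/\delta$ and $\tilde H/\delta$ at inverse temperature $\delta\beta$, with $\varepsilon/\delta$ in place of $\varepsilon$. No upper bound on $h_x$ is used. Smallness of $\varepsilon$ is used for $\mu\ge\frac12$ and for $\lambda\le u_*$. The finite range enters through $m_0$ and $\kappa$, the local dimension through the number of labelings. Of $K$ and $\tilde K$ only self-adjointness and the support are used. The size of $X$ does not appear because clusters are grown from $Y$ and $X$ serves only to bound $m$ from below.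
\end{remark}

\section{The optimal decay length}\label{sec:rate}

Let $|0\rangle,\dots,|q-1\rangle$ be the standard basis of $\mathbb{C}^q$ and $n_x=\mathbf{1}-|0\rangle\langle0|_x$. To saturate the bound, each interaction term should cover the full distance $2R$, and one power of $a$ should be spent per term. Let a particle hop with amplitude $a$ between sites $2R$ apart, and bind it to $X$ by a potential. After $m$ hops its wave function is of order $a^m$, but the probability of finding it there is of order $a^{2m}$, which loses a factor $2$ in the rate. To see the amplitude itself we prepare a superposition of the vacuum and the bound state and measure an observable that changes the particle number. This requires that the two states have the same energy, which fixes the potential.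

\begin{proof}[Proof of Theorem~\ref{thm:rate}]
\emph{The model.} Let $m\ge1$, $\Lambda=\{0,1,\dots,2Rm\}\times\{0\}^{D-1}$ and $h_x=n_x$. Put $x_j=2Rj\,\mathbf{e}_1$ for $0\le j\le m$ and $z_j=(2j+1)R\,\mathbf{e}_1$ for $0\le j<m$, and let
\[
v_{z_j}=-a\bigl(|1\rangle\langle0|_{x_j}\otimes|0\rangle\langle1|_{x_{j+1}}+|0\rangle\langle1|_{x_j}\otimes|1\rangle\langle0|_{x_{j+1}}\bigr)\in\mathcal{A}_{b_{z_j}},
\]
with all other $v_x=0$. Let $p_j=|1\rangle\langle1|_{x_j}\le n_{x_j}$. On the two sites $x_j,x_{j+1}$ the operator $v_{z_j}$ has eigenvalues $\pm a$ on the span of $|10\rangle,|01\rangle$, where $p_j+p_{j+1}=1$, and vanishes on the orthogonal complement. So $\|v_{z_j}\|=a$ and $\pm v_{z_j}\le a(p_j+p_{j+1})$, and $H=H_\Lambda$ is in the class with parameter $a$. The operator $N=\sum_xn_x$ commutes with $H$, and $\pm V_\Lambda\le2aN$ gives $H\ge(1-2a)N$. Let $\Omega$ be the vector with all sites in $|0\rangle$.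

\emph{The bound state.} Let $|j\rangle\!\rangle$ be the vector with $x_j$ in $|1\rangle$ and all other sites in $|0\rangle$. On the span of $|0\rangle\!\rangle,\dots,|m\rangle\!\rangle$ the operator $H-Ep_0$ acts as the tridiagonal matrix $M$ with off-diagonal entries $-a$ and diagonal entries $1-E,1,\dots,1$. We solve $Mb=0$ from the far end. Define $r_m=a$ and $r_j=a/(1-ar_{j+1})$ for $1\le j<m$; since $2a^2\le\frac12$, induction gives $r_j\in[a,2a]$. Let $b_j=r_jb_{j-1}$ with $b_0>0$ and $\sum_jb_j^2=1$, and let $E=1-ar_1\in(0,1]$. Then $b_m-ab_{m-1}=0$, for $1\le j<m$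
\[
b_j-ab_{j-1}-ab_{j+1}=b_j(1-ar_{j+1})-ab_{j-1}=0,
\]
and $(1-E)b_0-ab_1=ar_1b_0-ar_1b_0=0$. As the Perron--Frobenius theorem predicts for a positive eigenvector, $0$ is the lowest eigenvalue of $M$ and is simple; directly, $Mb=0$ gives, for $\psi_j=b_jf_j$,
\[
\langle\psi,M\psi\rangle=a\sum_{j=0}^{m-1}b_jb_{j+1}|f_j-f_{j+1}|^2 .
\]
Moreover $b_m\ge a^mb_0$ and $b_0^{-2}\le\sum_{j\ge0}(2a)^{2j}\le\frac{16}{15}$, so $b_m\ge\frac{\sqrt{15}}{4}a^m>\frac12a^m$. We write $b$ also for the vector $\sum_jb_j|j\rangle\!\rangle$.

\emph{The ground space of $H_*:=H-Ep_0$.} This operator commutes with $N$. We have $H_*\Omega=0$. The basis vectors with $N=1$ other than the $|j\rangle\!\rangle$ have no $x_j$ in the state $|1\rangle$; they are annihilated by $V_\Lambda$ and $p_0$ and have energy $1$. On $N\ge2$ we have $H_*\ge2(1-2a)-1\ge\frac12$. Hence $H_*\ge0$ with kernel spanned by $\Omega$ and $b$, and $H_*\ge\delta(\mathbf{1}-\Pi)$ for some $\delta>0$, where $\Pi$ projects on the kernel.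

\emph{Lifting the degeneracy.} Let $\sigma_j=|0\rangle\langle1|_{x_j}+|1\rangle\langle0|_{x_j}$, $X=\{x_0\}$, $Y=\{x_m\}$, $B=\sigma_m$, and $W_g=-Ep_0-g\sigma_0$ with $0<g\le1$. Each $\sigma_j$ changes $N$ by $\pm1$. Therefore $\operatorname{tr}(B\rho_\Lambda)=0$ for all $\beta$, the expectations of $\sigma_j$ in $\Omega$ and in $b$ vanish, and $\langle\Omega,\sigma_jb\rangle=b_j$. So $\psi_\pm=(\Omega\pm b)/\sqrt2$ diagonalize $\Pi\sigma_j\Pi$ on the kernel, with eigenvalues $\pm b_j$.

Let $\psi$ be any normalized ground state of $H+W_g=H_*-g\sigma_0$, with energy $E_g$. Testing with $\psi_+$ gives $E_g\le-gb_0$. Write $\psi=c_+\psi_++c_-\psi_-+\chi$ with $\Pi\chi=0$. From $\langle\psi,H_*\psi\rangle=E_g+g\langle\psi,\sigma_0\psi\rangle$ and $\|\sigma_0\|=1$ we get, first, $\delta\|\chi\|^2\le g$, and second, since the left side is nonnegative, $\langle\psi,\sigma_0\psi\rangle\ge b_0$. On the other hand $\langle\psi,\sigma_0\psi\rangle\le b_0(|c_+|^2-|c_-|^2)+3\|\chi\|$. Hence $|c_+|^2\ge1-3b_0^{-1}\sqrt{g/\delta}$, and $\langle\psi,B\psi\rangle\to\langle\psi_+,B\psi_+\rangle=b_m$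 as $g\to0$, uniformly over ground states. As $\beta\to\infty$, $\tilde\rho_\Lambda$ tends to the normalized projection on the ground space of $H+W_g$. So for small $g$ and then large $\beta$ the difference of expectations is at least $\frac12a^m$ in modulus.

\emph{Conclusion.} The function $C_1$ need not be monotone, so we fix the norm of the perturbation. We have $\|W_g\|\le E+g\le2$, and $c\mapsto\|W_g+c\|$ is continuous and unbounded on $[0,\infty)$; choose $c$ with $\|W_g+c\|=2$. This does not change $\tilde\rho_\Lambda$. With $\|B\|=1$, $|X|+|Y|=2$ and $\operatorname{dist}(X,Y)=2Rm$, the bound \eqref{eq:uniform} gives $\frac12a^m\le C_1(2)e^{2C_2}e^{-2Rm/\xi}$ for all $m\ge1$. Taking $m$-th roots and letting $m\to\infty$ yields $a\le e^{-2R/\xi}$, that is, $\xi\ge2R/\ln(1/a)$. The upper bound on $\xi_*(a)$ is Theorem~\ref{thm:main} (note $a_0<\frac18$), and the asymptotic form follows from $\ln(a_0/a)=\ln(1/a)-\ln(1/a_0)$.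
\end{proof}

\section{Failure for \texorpdfstring{$a\ge(R+1)^{-D}$}{large a}}\label{sec:fail}

Condition (H4) bounds each $v_x$ separately, but the same $h_y$ is available to every $v_x$ with $y\in b_x$. If $(R+1)^D$ terms each remove a fraction $(R+1)^{-D}$ of $h_y$, the on-site energy disappears. The upper half of (H4) still leaves room for a ferromagnetic coupling, and at low temperature a ferromagnet without a field is oriented globally by a field at one site.

\begin{proof}[Proof of Theorem~\ref{thm:fail}]
Since $\sum_{y\in b_x}h_y\ge0$, the class grows with $a$, so it suffices to take $a=(R+1)^{-D}$. Let $k\ge1$, $L=(R+1)k-1$ and $\Lambda=\{0,\dots,L\}\times\{0,\dots,R\}^{D-1}$. Partition $\Lambda$ into $k$ cubes with $R+1$ sites along each edge, and let $c_x$ be the cube that contains $x$; then $c_x\subset b_x$ and $|c_x|=a^{-1}$. With $n_x$ as in Section~\ref{sec:rate}, let $h_x=n_x$, $J=a/\kappa$, and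
\[
v_x=-a\sum_{y\in c_x}n_y+J\sum_{y\in b_x\setminus\{x\}}D_{xy},\qquad D_{xy}=n_x(\mathbf{1}-n_y)+(\mathbf{1}-n_x)n_y .
\]
All operators are diagonal in the product basis, and $D_{xy}$ is the projection on the basis vectors with $n_x\ne n_y$, so $0\le D_{xy}\le\mathbf{1}$ and $D_{xy}\le n_x+n_y$. Then $v_x\ge-a\sum_{y\in b_x}n_y$ and
\[
v_x\le J\sum_{y\in b_x\setminus\{x\}}(n_x+n_y)\le J\kappa\sum_{y\in b_x}n_y=a\sum_{y\in b_x}n_y,
\]
which is (H4). Also $-1=-a|c_x|\le v_x\le J\kappa\le1\le C_{\mathrm{int}}$, so $H=H_\Lambda$ is in the class. Each $y$ lies in $c_x$ for exactly $a^{-1}$ sites $x$, so $a\sum_x\sum_{y\in c_x}n_y=\sum_yn_y$ and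
\begin{equation}\label{eq:ferro}
H=J\sum_{x\in\Lambda}\ \sum_{y\in b_x\setminus\{x\}}D_{xy}\ge0 .
\end{equation}
A basis vector is in the kernel exactly when $n_x=n_y$ for all $x,y$ with $d(x,y)\le R$. Since $R\ge1$ and $\Lambda$ is a box, this means $n\equiv0$ (one vector) or $n\equiv1$ (there are $(q-1)^{|\Lambda|}\ge1$ such vectors).

Let $X=\{0\}$, $W=n_0$, $Y=\{L\mathbf{e}_1\}$, $B=n_{L\mathbf{e}_1}$. As $\beta\to\infty$ the Gibbs states tend to the normalized projections on the ground spaces. Thus $\operatorname{tr}(B\rho_\Lambda)\to(q-1)^{|\Lambda|}/(1+(q-1)^{|\Lambda|})\ge\frac12$. The operator $H+W\ge0$ has the one-dimensional kernel $n\equiv0$, so $\operatorname{tr}(B\tilde\rho_\Lambda)\to0$. The bound \eqref{eq:uniform} would give $\frac12\le C_1(1)e^{2C_2}e^{-L/\xi}$ for all $L=(R+1)k-1$, which is false for large $k$.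
\end{proof}

\begin{remark}\label{rem:simple}
The kernel of \eqref{eq:ferro} is the same for every $J>0$. Read \eqref{eq:ferro} as a Hamiltonian with $h_x=0$, $P_x=\mathbf{1}$ and $v_x=J\sum_{y\in b_x\setminus\{x\}}D_{xy}$, where $\varepsilon:=J\kappa<\varepsilon_0$. All hypotheses of Theorem~\ref{thm:general} hold except simplicity of the eigenvalue $0$, and with $X,W,Y,B$ as above its conclusion would give $\frac12\le2q^2e^{1/\kappa}(\varepsilon/\varepsilon_0)^{L/(2R)}$, which fails for large $L$.
\end{remark}

\begin{thebibliography}{9}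

\bibitem{AHLW}
A.~Adhikari, J.~Henheik, M.~Lemm, T.~Wessel,
\emph{Uniform-in-temperature locality estimates for weakly interacting quantum systems},
arXiv:2508.15907 (2025).

\bibitem{Simon}
B.~Simon, \emph{Trace Ideals and Their Applications}.

\end{thebibliography}
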